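\title{Quantum solutions of unsolvable and of proper Sudoku puzzles}

\begin{abstract}
A SudoQ square is an $n^2\times n^2$ array of vectors in $\mathbb C^{n^2}$ in which every row, column and $n\times n$ box is an orthonormal basis. We consider the conjecture that an unsolvable Sudoku puzzle has no SudoQ solution, and that a Sudoku puzzle with a unique solution has no further, purely quantum, SudoQ solution. We show that the first statement fails for every $n\ge 42$ and the second for every $n\ge 50$, and that both hold for $n=2$. The counterexamples rest on a parity obstruction: a small configuration carries a number that is an integer in every classical filling and equals $3/2$ in an explicit quantum filling, and four copies are joined so that the value $3/2$ is forced.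
\end{abstract}

\section{The problem and the results}\label{sec:intro}

Let $n\ge2$ and let $e_1,\dots,e_{n^2}$ be the canonical basis of $\mathbb C^{n^2}$. An $n^2\times n^2$ array is divided in the standard way into $n^2$ sub-squares of size $n\times n$, called \emph{boxes}; a \emph{house} is a row, a column or a box. A \emph{SudoQ square} of size $n^2$ is an $n^2\times n^2$ array $(x_{ij})$ of vectors of $\mathbb C^{n^2}$ such that the $n^2$ vectors in each house form an orthonormal basis. Throughout, vectors are identified up to a phase, so that only the projections $|x_{ij}\rangle\langle x_{ij}|$ matter; we write $x\sim y$ for equality up to a phase.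

A \emph{quantum grid} is an $n^2\times n^2$ array whose entries are unit vectors (the \emph{clues}) or zero (the \emph{empty cells}). A \emph{quantum solution} of a grid $G$ is a SudoQ square that agrees with $G$, up to phases, at every clue. An entry is \emph{classical} if it is a canonical basis vector up to a phase, and a grid is classical if all its clues are. Reading $e_k$ as the symbol $k$, a classical grid is a Sudoku puzzle of size $n^2\times n^2$, and a quantum solution with only classical entries, a \emph{classical solution}, is an ordinary Sudoku solution. A quantum solution with at least one non-classical entry is \emph{purely quantum}. A Sudoku puzzle is \emph{unsolvable} if it has no classical solution and \emph{proper} if it has exactly one.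

The following conjecture, for all $n\ge 2$ and all puzzles of size $n^2\times n^2$, comes from the paper of Nechita and Pillet~\cite{NP}.
\begin{itemize}
\item[(A)] An unsolvable Sudoku puzzle has no quantum solution.
\item[(B)] A proper Sudoku puzzle has no purely quantum solution.
\end{itemize}

Two observations make this the natural guess. First, the elementary rules of Sudoku remain valid for vectors. The vector in an empty cell is orthogonal to all clues in its three houses, so it lies in the span of the $e_k$ with $k$ still a candidate for the cell: a cell with one candidate is forced to be classical, and a cell with no candidate cannot be filled. If a symbol $k$ is a candidate for only one cell of a house and is not a clue there, then $\sum_x|\langle e_k,x\rangle|^2=1$, summed over the basis in that house, has a single nonzero term, and that cell contains $e_k$. A puzzle that is decided by these two rules therefore satisfies (A) and (B). Second, the evident way to produce purely quantum solutions brings classical ambiguity with it. Erase the symbols $1$ and $2$ from a Sudoku solution. Replacing $e_1,e_2$ by $(e_1\pm e_2)/\sqrt2$ gives a purely quantum solution of the resulting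 puzzle, but exchanging $1$ and $2$ gives a second classical solution.

For the smallest size every purely quantum solution is accompanied by such an ambiguity, but for large sizes both statements are false.

\begin{theorem}\label{thm:unsolvable}
For every $n\ge 42$ there is an unsolvable Sudoku puzzle of size $n^2\times n^2$ that has a quantum solution.
\end{theorem}

\begin{theorem}\label{thm:proper}
For every $n\ge 50$ there is a proper Sudoku puzzle of size $n^2\times n^2$ that has a purely quantum solution.
\end{theorem}

\begin{theorem}\label{thm:small}
Let $n=2$. If $S$ is a non-classical SudoQ square of size $4$, then the classical grid formed by the classical entries of $S$ has at least two classical solutions. Hence \textup{(A)} and \textup{(B)} hold for $n=2$.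
\end{theorem}

We do not decide (A) for $3\le n\le 41$ or (B) for $3\le n\le 49$.

The source of the counterexamples is integrality. For a quantum solution the numbers $|\langle e_k,x_{ij}\rangle|^2$ are nonnegative, sum to $1$ over the symbols in each cell and over the cells of each house, and equal $1$ at a clue $k$. These are the linear equations that a classical solution satisfies with values in $\{0,1\}$. So an unsolvable puzzle can have a quantum solution only if these equations have a nonnegative real solution but no $0$--$1$ solution, and it does have one when orthonormal bases can be found that realize such fractional values. We construct a puzzle in which the equations force certain sums to equal $3/2$, and we realize them by vectors supported on three symbols.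

Section~\ref{sec:reduction} replaces Sudoku puzzles by edge colorings of bipartite graphs with prescribed colors at each vertex. Section~\ref{sec:gadget} constructs the configuration that carries the value $3/2$. Theorem~\ref{thm:unsolvable} is proved in Section~\ref{sec:four} by joining four copies of it, and Theorem~\ref{thm:proper} in Section~\ref{sec:switch} by adding a two-state switch whose first state reproduces the unsolvable puzzle and whose second state has exactly one classical solution. Section~\ref{sec:small}, which is independent of the others, proves Theorem~\ref{thm:small}.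

Inner products are conjugate-linear in the first variable. For a finite set $K$ we write $\mathbb C^K$ for the space with orthonormal basis $(e_k)_{k\in K}$, and for $M\subset K$ we regard $\mathbb C^M=\operatorname{span}\{e_k:k\in M\}$ as a subspace, so that $\mathbb C^M\cap\mathbb C^{M'}=\mathbb C^{M\cap M'}$.

\section{From Sudoku puzzles to colorings of bipartite graphs}\label{sec:reduction}

We want to prescribe freely which cells are empty and which symbols are missing from each row and column, without having to design the remaining clues or to think about boxes. We first remove the boxes and then the clues.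

\subsection{Latin squares inside Sudoku grids}

A \emph{partial Latin square} of order $n$ on a set $K$ of $n$ symbols is an $n\times n$ array in which some cells contain a symbol and no symbol appears twice in a \emph{line}, that is, in a row or a column. A \emph{quantum completion} is an $n\times n$ array of vectors of $\mathbb C^K$ in which every line is an orthonormal basis and every cell with symbol $k$ contains $e_k$; it is \emph{classical} if all entries are basis vectors.

To place such an array in a Sudoku grid we look for an $n\times n$ subarray $Q$ on which the box conditions repeat the row conditions. Take the first $n$ columns of the grid and the first row of each horizontal band of boxes: then a box meets $Q$ in a full row of $Q$ or not at all. It remains to fill the rest of the grid so that the same $n$ symbols are missing from all houses that meet $Q$.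

\begin{lemma}\label{lem:embed}
For every partial Latin square $P$ of order $n$ there is a Sudoku puzzle $G_P$ of size $n^2$, with as many empty cells as $P$, whose quantum solutions correspond bijectively to the quantum completions of $P$, classical solutions corresponding to classical completions.
\end{lemma}

\begin{proof}
Let $K=\mathbb Z_n$. Index the rows of the grid by $(r_1,r_2)\in\mathbb Z_n^2$, where $r_1$ is the band of boxes and $r_2$ the position within it, and the columns by $(c_1,c_2)\in\mathbb Z_n^2$, where $c_1$ is the vertical stack of boxes and $c_2$ the position within it; a box is given by fixing $(r_1,c_1)$. Use $\mathbb Z_n^2$ as the set of symbols, and let $L_0$ have the symbol $(r_2+c_1,\,r_1+c_2)$ in row $(r_1,r_2)$ and column $(c_1,c_2)$. If $(r_1,r_2)$, $(c_1,c_2)$ or $(r_1,c_1)$ is fixed, the two remaining indices occur one in each coordinate, so every symbol appears once: $L_0$ is a Sudoku solution.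

Let $Q$ be the set of cells with $r_2=c_1=0$, an $n\times n$ array indexed by $(r_1,c_2)$. Let $G_P$ agree with $L_0$ outside $Q$; in the cell $(r_1,c_2)$ of $Q$ put $(0,k)$ if $P$ has the symbol $k$ there, and leave it empty otherwise. The houses that meet $Q$ are the rows $(r_1,0)$, the columns $(0,c_2)$ and the boxes $(r_1,0)$. Their cells outside $Q$ contain, respectively,
\[
(c_1,\,r_1+c_2)\ \ (c_1\ne0,\ c_2\in\mathbb Z_n),\qquad (r_2,\,r_1+c_2)\ \ (r_2\neq0,\ r_1\in\mathbb Z_n),\qquad (r_2,\,r_1+c_2)\ \ (r_2\ne0,\ c_2\in\mathbb Z_n),
\]
which in each case is every symbol with nonzero first coordinate, once. Such a house is therefore an orthonormal basis exactly when its $n$ cells in $Q$ form an orthonormal basis of $H=\operatorname{span}\{e_{(0,k)}:k\in K\}\cong\mathbb C^K$. The cells of $Q$ in the box $(r_1,0)$ are those in the row $(r_1,0)$, so the boxes add no condition, and the houses that do not meet $Q$ are houses of $L_0$. Hence a filling of the empty cells is a quantum solution of $G_P$ if and only if its restriction to $Q$ is a quantum completion of $P$.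
\end{proof}

\subsection{Skeletons}

What matters in a partial Latin square is the position of the empty cells and the set of symbols missing from each line.

\begin{definition}
A \emph{skeleton} of order $n$ consists of a set $R$ of $n$ rows, a set $C$ of $n$ columns, a set $F\subset R\times C$ of \emph{open cells}, a set $D$ of $d\le n$ \emph{colors}, and for every line $v\in R\cup C$ a \emph{list} $M(v)\subset D$ whose size is the number of open cells on $v$. A \emph{quantum coloring} assigns to each open cell $f$ a vector $x_f\in\mathbb C^D$ such that, for every line $v$, the vectors on $v$ form an orthonormal basis of $\mathbb C^{M(v)}$. It is \emph{classical} if every $x_f$ is a basis vector; we then write $x_f=k$ for $x_f\sim e_k$.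
\end{definition}

We view a skeleton as a bipartite graph whose vertices are the lines and whose edges are the open cells. A classical coloring is an edge coloring in which the edges at $v$ receive each color of $M(v)$ exactly once. The vector in an open cell $(r,c)$ lies in $\mathbb C^{M(r)\cap M(c)}$. The \emph{weight} of the color $k$ in the cell $f$ is $\operatorname{wt}_k(x_f)=|\langle e_k,x_f\rangle|^2$. Expanding $x_f$ in the canonical basis, and $e_k$ in the basis on the line $v$, gives
\begin{equation}\label{eq:weights}
\sum_{k\in D}\operatorname{wt}_k(x_f)=1,\qquad \sum_{f\text{ on }v}\operatorname{wt}_k(x_f)=\begin{cases}1,&k\in M(v),\\0,&k\notin M(v).\end{cases}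
\end{equation}
In a classical coloring all weights are $0$ or $1$.

To turn a skeleton into a partial Latin square, each color $k$ has to be placed as a clue on every line whose list omits it, that is, on the lines in
\[
R_k=\{r\in R:k\notin M(r)\},\qquad C_k=\{c\in C:k\notin M(c)\}.
\]
This needs $|R_k|=|C_k|$. The condition is harmless: if a quantum coloring exists, then summing \eqref{eq:weights} over rows and over columns gives $n-|R_k|=\sum_f\operatorname{wt}_k(x_f)=n-|C_k|$. Beyond this, one only needs enough room. We use two standard facts. \emph{Hall's theorem}: a bipartite graph with parts of equal size has a perfect matching if every set $S$ of vertices in one part has at least $|S|$ neighbors. \emph{K\"onig's theorem}: an $r$-regular bipartite graph is a disjoint union of $r$ perfect matchings.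

\begin{lemma}\label{lem:dense}
A bipartite graph with two parts of size $m$ and all degrees at least $m/2$ has a perfect matching.
\end{lemma}

\begin{proof}
Let $S\neq\emptyset$ lie in one part. If $|S|\le m/2$, a single vertex of $S$ already has at least $|S|$ neighbors. If $|S|>m/2$, fewer than $m/2$ vertices of that part lie outside $S$, so every vertex of the other part has a neighbor in $S$. Hall's theorem applies.
\end{proof}

\begin{proposition}\label{prop:realize}
Let a skeleton of order $n$ have colors $k_1,\dots,k_d$. Suppose that for each $j$ we have $|R_{k_j}|=|C_{k_j}|=m_j$, that every line contains at most $s_j$ open cells of $R_{k_j}\times C_{k_j}$, and that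
\begin{equation}\label{eq:room}
m_j\ge 2(s_j+j-1).
\end{equation}
Then there is a Sudoku puzzle of size $n^2$ with $|F|$ empty cells whose quantum solutions correspond bijectively to the quantum colorings of the skeleton, classical solutions corresponding to classical colorings.
\end{proposition}

\begin{proof}
We choose successively pairwise disjoint sets $\Phi_1,\dots,\Phi_d$ of non-open cells such that $\Phi_j$ is a perfect matching between $R_{k_j}$ and $C_{k_j}$. At step $j$, remove from $R_{k_j}\times C_{k_j}$ the open cells and the cells of $\Phi_1,\dots,\Phi_{j-1}$. Each line loses at most $s_j+j-1\le m_j/2$ cells, because a matching has at most one cell per line, and Lemma~\ref{lem:dense} provides $\Phi_j$.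

Put the symbol $k_j$ in the cells of $\Phi_j$. A line $v$ has $|M(v)|$ open cells and one cell of $\Phi_j$ for each $k_j\notin M(v)$, in total $d$ cells. The remaining cells form an $(n-d)$-regular bipartite graph, which by K\"onig's theorem splits into $n-d$ perfect matchings; fill them with $n-d$ new symbols. The result is a partial Latin square $P$ of order $n$ with set of empty cells $F$, in which the line $v$ contains every symbol outside $M(v)$ once and no symbol of $M(v)$. A filling of $F$ makes the line $v$ an orthonormal basis if and only if the vectors in its open cells form an orthonormal basis of the orthogonal complement of its clues, which is $\mathbb C^{M(v)}$. So the quantum completions of $P$ are the quantum colorings, and Lemma~\ref{lem:embed} gives the puzzle.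
\end{proof}

Lines with an empty list and no open cell, called \emph{extra} lines below, belong to every $R_k$ or $C_k$. Adding them makes the numbers of rows and columns equal and raises the order to any larger $n$.

\section{A gadget with half-integer charge}\label{sec:gadget}

\subsection{Why two colors are not enough}

The simplest parity obstruction is an odd cycle. Consider three cells $f_1,f_2,f_3$, any two of which form a line with list $\{0,1\}$. By \eqref{eq:weights} the weights $y_i=\operatorname{wt}_0(x_{f_i})$ satisfy
\[
y_1+y_2=y_2+y_3=y_1+y_3=1,
\]
whose only solution is $y_1=y_2=y_3=\tfrac12$. So there is no classical coloring, although the linear equations are solvable. This triangle fails for two reasons. It is not a bipartite graph, so it is not a skeleton. And it has no quantum coloring either, since three pairwise orthogonal unit vectors do not fit in $\mathbb C^2$. With two colors these defects cannot be repaired.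

\begin{example}\label{ex:two}
Let $d=2$. All degrees are at most $2$, so the graph is a union of paths and of cycles, the latter of even length. At the end of a path the list has one color, which forces the last cell to be classical, and this propagates along the path. On a cycle all lists equal $D$, and there are two alternating classical colorings. Hence a quantum coloring can be made classical by changing it on the cycles, and if it is not classical, a cycle is present and there are at least two classical colorings. Two-color skeletons give no counterexample to (A) or (B).
\end{example}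

A line with two open cells and a list of two colors passes the whole vector from one cell to the other, up to orthogonal complement, and this is too rigid. We need a device that passes on a weight and forgets the vector. With three colors this can be done by relating weights in the three different planes $\mathbb C^{\{0,1\}}$, $\mathbb C^{\{1,2\}}$, $\mathbb C^{\{2,0\}}$.

\subsection{The gadget and its charge}

Let the colors be $\mathbb Z_3=\{0,1,2\}$. The gadget consists of nine rows $\rho(a,b)$ and six columns $A(a)$, $B(b)$, where $a,b\in\mathbb Z_3$, all with list $\mathbb Z_3$. The row $\rho(a,b)$ is open in $A(a)$, in $B(b)$, and in one further cell, its \emph{port}, which lies in an outside column that restricts it to the colors $a,a+1$. As a graph, this is $K_{3,3}$ with each edge subdivided and a pendant edge attached at each new vertex. A \emph{filling} of the gadget is a family of vectors $w_{ab}$ (port), $\alpha_{ab}$ (column $A(a)$) and $\beta_{ab}$ (column $B(b)$) in $\mathbb C^3=\mathbb C^{\mathbb Z_3}$ such that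
\begin{itemize}
\item[(G1)] $\{w_{ab},\alpha_{ab},\beta_{ab}\}$ is an orthonormal basis for all $a,b$;
\item[(G2)] $\{\alpha_{ab}\}_{b\in\mathbb Z_3}$ is an orthonormal basis for each $a$;
\item[(G3)] $\{\beta_{ab}\}_{a\in\mathbb Z_3}$ is an orthonormal basis for each $b$;
\item[(G4)] $w_{ab}\in\mathbb C^{\{a,a+1\}}$ for all $a,b$.
\end{itemize}

\begin{lemma}\label{lem:charge}
For every filling, the number $t=\sum_{b}\operatorname{wt}_a(w_{ab})$ does not depend on $a$.
\end{lemma}

\begin{proof}
Write $t_a$ for this sum. The total weight of the color $a$ is $9$ in all $27$ vectors by (G1), $3$ in the $\alpha$'s by (G2) and $3$ in the $\beta$'s by (G3), so it is $3$ in the nine ports. By (G4) only the ports $w_{ab}$ and $w_{a-1,b}$ contribute, and $\operatorname{wt}_a(w_{a-1,b})=1-\operatorname{wt}_{a-1}(w_{a-1,b})$. Thus $t_a+(3-t_{a-1})=3$.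
\end{proof}

We call $t$ the \emph{charge} of the filling. For a classical filling it counts the $b$ with $w_{ab}=a$, so it is an integer. This is all that Theorem~\ref{thm:unsolvable} needs from the classical side. For the uniqueness in Theorem~\ref{thm:proper} we need to know exactly which port colors extend to classical fillings, and in how many ways.

\begin{lemma}\label{lem:classical}
\begin{itemize}
\item[(i)] The charge of a classical filling is $1$ or $2$.
\item[(ii)] Let $t\in\{1,2\}$ and let colors $w_{ab}\in\{a,a+1\}$ satisfy $\#\{b:w_{ab}=a\}=t$ for every $a$. Let $b_a$ be the index $b$ at which $w_{ab}$ differs from the two other values $w_{ab'}$. Then the number of classical fillings with these ports is $3-|\{b_0,b_1,b_2\}|$.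
\end{itemize}
\end{lemma}

\begin{proof}
(i) If $t=3$, then $w_{ab}=a$ for all $b$, so by (G1) no $\alpha_{ab}$ equals $a$, contrary to (G2). If $t=0$, the same holds with $a+1$ in place of $a$.

(ii) For fixed $a$, one color $p_a$ occurs once among the $w_{ab}$, at $b=b_a$, and the other color $q_a$ occurs twice: $(p_a,q_a)=(a,a+1)$ if $t=1$ and $(p_a,q_a)=(a+1,a)$ if $t=2$. In both cases $p_a=a+2+t$ in $\mathbb Z_3$.

Consider a classical filling. By (G2) the color $q_a$ occurs among the $\alpha_{ab}$, and by (G1) it can do so only at $b_a$. So $\alpha_{ab_a}=q_a$ and $\beta_{ab_a}=a+2$. At the two other indices $\{\alpha_{ab},\beta_{ab}\}=\{p_a,a+2\}$; there $\alpha$ takes each of these two colors once, hence so does $\beta$. Thus there is an index $c_a\ne b_a$ with $\beta_{ac_a}=a+2+t$, and $\beta_{ab}=a+2$ for $b\ne c_a$. Fix $b$ and let $N=\#\{a:c_a=b\}$. By (G3),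
\[
0=0+1+2=\sum_a\beta_{ab}=\sum_a(a+2)+tN=tN\quad\text{in }\mathbb Z_3,
\]
so $N\in\{0,3\}$. Hence $c_0=c_1=c_2=:c\notin\{b_0,b_1,b_2\}$, and the filling is
\begin{equation}\label{eq:classfill}
(w_{ab},\alpha_{ab},\beta_{ab})=\begin{cases}(p_a,\ q_a,\ a+2),&b=b_a,\\ (q_a,\ a+2,\ p_a),&b=c,\\ (q_a,\ p_a,\ a+2),&b\notin\{b_a,c\}.\end{cases}
\end{equation}
Conversely, for any $c\notin\{b_0,b_1,b_2\}$ formula \eqref{eq:classfill} defines a filling: (G1) and (G2) hold because $\{p_a,q_a,a+2\}=\mathbb Z_3$, and (G3) holds because $a\mapsto\beta_{ab}$ is $a\mapsto a+2+t$ for $b=c$ and $a\mapsto a+2$ for $b\neq c$. Different $c$ give different $\beta$.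
\end{proof}

For instance, for $t=1$ and $(b_0,b_1,b_2)=(1,0,0)$ the only choice is $c=2$, and the triples $w_{ab}\,\alpha_{ab}\,\beta_{ab}$ are
\[
\begin{array}{c|ccc}
 & b=0&b=1&b=2\\\hline
a=0& 1\,0\,2&0\,1\,2&1\,2\,0\\
a=1& 1\,2\,0&2\,1\,0&2\,0\,1\\
a=2& 2\,0\,1&0\,2\,1&0\,1\,2
\end{array}
\]
with middle entries distinct along each row of the table and last entries distinct along each column.

\subsection{A filling of charge $3/2$}

The conditions (G1)--(G4) are invariant under the cyclic shift of colors combined with $a\mapsto a+1$, and under diagonal unitaries. This suggests generating a filling from one orthonormal basis by the shift and clock matrices. Let $\omega=e^{2\pi i/3}$ and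
\[
Xe_j=e_{j+1},\qquad Ze_j=\omega^je_j,\qquad\text{so that}\qquad X^aZ^b=\omega^{-ab}Z^bX^a .
\]
We look for an orthonormal basis $\psi,\varphi,\chi$ of $\mathbb C^3$ such that
\begin{equation}\label{eq:covariant}
w_{ab}=X^aZ^b\psi,\qquad \alpha_{ab}=X^aZ^b\varphi,\qquad \beta_{ab}=X^aZ^b\chi
\end{equation}
is a filling. Then (G1) is automatic. Condition (G4) asks that $\psi\in\mathbb C^{\{0,1\}}$, and the charge is $3\operatorname{wt}_0(\psi)$. Condition (G2) asks that $\varphi,Z\varphi,Z^2\varphi$ be orthonormal, that is, $\sum_j|\varphi_j|^2\omega^j=0$, which means that all $|\varphi_j|^2$ equal $1/3$. Since $X^aZ^b\chi\sim Z^bX^a\chi$, condition (G3) asks that $\chi,X\chi,X^2\chi$ be orthonormal.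

For charge $3/2$ take $\psi=(1,-1,0)/\sqrt2$. The vectors orthogonal to $\psi$ have equal first two coordinates, so up to a phase $\varphi=(1,1,u)/\sqrt3$ with $|u|=1$, and then $\chi\sim(1,1,-2u)/\sqrt6$. One real parameter remains, and it suffices for the last condition.

\begin{lemma}\label{lem:quantum}
Let $|u|=1$ and $\operatorname{Re}u=\tfrac14$, and put
\[
\psi=\tfrac1{\sqrt2}(1,-1,0),\qquad \varphi=\tfrac1{\sqrt3}(1,1,u),\qquad \chi=\tfrac1{\sqrt6}(1,1,-2u).
\]
Then \eqref{eq:covariant} is a filling with ports $w_{ab}=\frac1{\sqrt2}(e_a-\omega^be_{a+1})$ and charge $3/2$. For every diagonal unitary $\Delta$, the vectors $\Delta w_{ab},\Delta\alpha_{ab},\Delta\beta_{ab}$ also form a filling.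
\end{lemma}

\begin{proof}
The three vectors have norm $1$, $\langle\psi,\varphi\rangle=\langle\psi,\chi\rangle=0$, and $\langle\varphi,\chi\rangle=(1+1-2|u|^2)/\sqrt{18}=0$; this gives (G1). For (G2), $\langle Z^b\varphi,Z^{b'}\varphi\rangle=\frac13\sum_j\omega^{(b'-b)j}=\delta_{bb'}$, and $X^a$ is unitary. For (G3), $X\chi=(-2u,1,1)/\sqrt6$, so
\[
\langle\chi,X\chi\rangle=\tfrac16\,(-2u+1-2\bar u)=\tfrac16\,(1-4\operatorname{Re}u)=0 .
\]
As $X$ is unitary and $X^3=1$, also $\langle X\chi,X^2\chi\rangle=\langle X^2\chi,\chi\rangle=\langle\chi,X\chi\rangle=0$, and applying $Z^b$ gives (G3). Finally $X^aZ^b\psi=X^a(e_0-\omega^be_1)/\sqrt2=(e_a-\omega^be_{a+1})/\sqrt2$, which gives (G4) and $t=3\cdot\frac12$. A diagonal unitary preserves orthonormal bases and the planes $\mathbb C^{\{a,a+1\}}$.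
\end{proof}

\section{Four gadgets: proof of Theorem~\ref{thm:unsolvable}}\label{sec:four}

A \emph{wire} is a column with list $\{a,a+1\}$ and two open cells, the ports of the rows $\rho(a,b)$ of two different gadgets. Three wires, one for each $b$, join the ports with first index $a$ of two gadgets, and then the charges of these gadgets add up to $3$. If for each $a$ the gadgets are paired in this way, we obtain three perfect matchings on the set of gadgets, and an odd cycle in their union forces the charge $3/2$, as in the triangle of Section~\ref{sec:gadget}. The number of gadgets must be even, and two gadgets give no odd cycle. So we take four, with the three perfect matchings of the complete graph on $\{1,2,3,4\}$: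
\[
\mu_0=\{12,34\},\qquad \mu_1=\{13,24\},\qquad \mu_2=\{14,23\}.
\]

\paragraph{The skeleton $\Sigma_n$.} Let $n\ge42$ and $D=\mathbb Z_3$. With $i\in\{1,2,3,4\}$ and $a,b\in\mathbb Z_3$, the lines are
\begin{itemize}
\item $36$ rows $\rho(i,a,b)$ with list $\{0,1,2\}$, and $n-36$ extra rows;
\item $24$ columns $A(i,a)$, $B(i,b)$ with list $\{0,1,2\}$;
\item $18$ wires $\eta(a,E,b)$, $E\in\mu_a$, with list $\{a,a+1\}$, and $n-42$ extra columns.
\end{itemize}
The row $\rho(i,a,b)$ is open in $A(i,a)$, in $B(i,b)$ and in the wire $\eta(a,E,b)$ with $i\in E\in\mu_a$. The columns $A(i,a)$ and $B(i,b)$ have three open cells each, and $\eta(a,\{i,i'\},b)$ has two, in the rows $\rho(i,a,b)$ and $\rho(i',a,b)$. So the lists have the right sizes. There are $108$ open cells, and the bound $n\ge42$ is the number of columns in use.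

\paragraph{Realization.} For each color $k$, the set $R_k$ consists of the $n-36$ extra rows, and $C_k$ of the six wires with $a=k+1$ and the $n-42$ extra columns. Thus $m_j=n-36\ge6$ and $s_j=0$, and \eqref{eq:room} holds since $6\ge 2(j-1)$ for $j\le 3$. By Proposition~\ref{prop:realize} it suffices to show that $\Sigma_n$ has a quantum coloring and no classical one.

\paragraph{All charges equal $3/2$.} A quantum coloring of $\Sigma_n$ restricts to a filling $(w^i,\alpha^i,\beta^i)$ of the $i$-th gadget; let $t_i$ be its charge. For $i\ne i'$ let $a$ be the index with $\{i,i'\}\in\mu_a$. On the wire $\eta(a,\{i,i'\},b)$ equation \eqref{eq:weights} gives $\operatorname{wt}_a(w^i_{ab})+\operatorname{wt}_a(w^{i'}_{ab})=1$. Summing over $b$ and using Lemma~\ref{lem:charge},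
\begin{equation}\label{eq:three}
t_i+t_{i'}=3\qquad\text{for all }i\neq i'.
\end{equation}
The equations for the pairs $12$, $13$, $23$ give $t_1=t_2=t_3=3/2$, and then $t_4=3/2$. The charge of a classical filling is an integer, so $\Sigma_n$ has no classical coloring.

\paragraph{A quantum coloring.} Four identical copies of the filling of Lemma~\ref{lem:quantum} would put the same vector in both cells of each wire. We make the two vectors orthogonal by twisting the copies with signs. Let
\[
\Delta_1=I,\qquad \Delta_2=\operatorname{diag}(1,-1,1),\qquad \Delta_3=\operatorname{diag}(1,1,-1),\qquad \Delta_4=\operatorname{diag}(1,-1,-1),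
\]
and in the row $\rho(i,a,b)$ put $\Delta_iX^aZ^b\psi$ in the wire, $\Delta_iX^aZ^b\varphi$ in $A(i,a)$ and $\Delta_iX^aZ^b\chi$ in $B(i,b)$. By Lemma~\ref{lem:quantum} all rows and the columns $A$, $B$ carry orthonormal bases of $\mathbb C^3$. The two vectors in $\eta(a,\{i,i'\},b)$ are unit vectors of $\mathbb C^{\{a,a+1\}}$ with inner product
\[
\tfrac12\bigl\langle \Delta_i(e_a-\omega^be_{a+1}),\,\Delta_{i'}(e_a-\omega^be_{a+1})\bigr\rangle=\tfrac12(\delta_a+\delta_{a+1}),\qquad \Delta_i\Delta_{i'}=\operatorname{diag}(\delta_0,\delta_1,\delta_2).
\]
This vanishes in every case:
\[
\begin{array}{lll}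
a=0: & \Delta_1\Delta_2=\Delta_3\Delta_4=\operatorname{diag}(1,-1,1), & \delta_0+\delta_1=0,\\
a=1: & \Delta_1\Delta_3=\Delta_2\Delta_4=\operatorname{diag}(1,1,-1), & \delta_1+\delta_2=0,\\
a=2: & \Delta_1\Delta_4=\Delta_2\Delta_3=\operatorname{diag}(1,-1,-1), & \delta_2+\delta_0=0.
\end{array}
\]
So the wires carry orthonormal bases of $\mathbb C^{\{a,a+1\}}$, and Theorem~\ref{thm:unsolvable} is proved. \qed

\section{A two-state switch: proof of Theorem~\ref{thm:proper}}\label{sec:switch}

We extend $\Sigma_n$ by a mechanism with two states. In mode $0$ the open cells of $\Sigma_n$ are subject to the old conditions, which admit a quantum coloring and no classical one. In mode $1$ some wires are cut and the colors at their ends are prescribed, in such a way that exactly one classical coloring exists. The difficulty is that all cuts must switch simultaneously; a new color $\infty$ that alternates along a single even cycle achieves this.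

\subsection{The skeleton $\Sigma'_n$}

Let $n\ge50$ and $D=\{0,1,2,\infty\}$. Keep the $36$ rows, the $42$ columns and the $108$ open cells of Section~\ref{sec:four}. For $k\in\mathbb Z_8$ choose a wire $\eta_k=\eta(a,E,b)$, call one of its two rows \emph{plain} ($\rho_k$) and the other \emph{switched} ($\sigma_k$), and choose colors $h_k,g_k\in\{a,a+1\}$, as in Table~\ref{tab:cuts}. The $16$ rows in the table are distinct, and $g_k=h_{k+1}$ for all $k\in\mathbb Z_8$.

\begin{table}[ht]
\centering
\begin{tabular}{c|c|c|c|c|c|c}
$k$ & $\eta_k=\eta(a,E,b)$ & $\{a,a+1\}$ & $\rho_k$ & $\sigma_k$ & $h_k$ & $g_k$\\\hline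
0 & $\eta(0,12,0)$ & $\{0,1\}$ & $\rho(1,0,0)$ & $\rho(2,0,0)$ & 0 & 1\\
1 & $\eta(0,12,1)$ & $\{0,1\}$ & $\rho(1,0,1)$ & $\rho(2,0,1)$ & 1 & 1\\
2 & $\eta(1,13,0)$ & $\{1,2\}$ & $\rho(3,1,0)$ & $\rho(1,1,0)$ & 1 & 1\\
3 & $\eta(1,24,0)$ & $\{1,2\}$ & $\rho(4,1,0)$ & $\rho(2,1,0)$ & 1 & 1\\
4 & $\eta(0,34,0)$ & $\{0,1\}$ & $\rho(3,0,0)$ & $\rho(4,0,0)$ & 1 & 0\\
5 & $\eta(0,34,1)$ & $\{0,1\}$ & $\rho(3,0,1)$ & $\rho(4,0,1)$ & 0 & 0\\
6 & $\eta(2,14,0)$ & $\{2,0\}$ & $\rho(1,2,0)$ & $\rho(4,2,0)$ & 0 & 0\\
7 & $\eta(2,23,0)$ & $\{2,0\}$ & $\rho(2,2,0)$ & $\rho(3,2,0)$ & 0 & 0
\end{tabular}
\caption{The eight cut wires $\eta_k$, their plain rows $\rho_k$ and switched rows $\sigma_k$, and the control colors $h_k,g_k$.}\label{tab:cuts}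
\end{table}

Add eight control rows $\lambda_k$, eight control columns $\kappa_k$, $n-44$ extra rows and $n-50$ extra columns. Set
\[
M(\eta_k)=\{a,a+1,\infty\},\quad M(\sigma_k)=\{0,1,2,\infty\},\quad M(\kappa_k)=\{g_k,\infty\},\quad M(\lambda_k)=\{h_k,\infty\},
\]
and let all other lines keep their lists. The new open cells are
\[
z_k=(\lambda_k,\eta_k),\qquad z_k'=(\sigma_k,\kappa_k),\qquad r_k=(\lambda_{k+1},\kappa_k),
\]
and the two old cells of $\eta_k$ are denoted $x_k=(\rho_k,\eta_k)$ and $y_k=(\sigma_k,\eta_k)$; see Figure~\ref{fig:ring}. The line $\eta_k$ has the three open cells $x_k,y_k,z_k$; the line $\sigma_k$ has $y_k,z_k'$ and its cells in $A$ and $B$; the line $\kappa_k$ has $z'_k,r_k$; the line $\lambda_k$ has $z_k,r_{k-1}$. These numbers match the lists.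

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=0.95]
\node[draw,rectangle,label=above:{\small$\{h_k,\infty\}$}] (l0) at (0,0) {$\lambda_k$};
\node[draw,circle,label=above:{\small$\{a,a+1,\infty\}$}] (e) at (2.5,0) {$\eta_k$};
\node[draw,rectangle,label=above:{\small$\{0,1,2,\infty\}$}] (s) at (5,0) {$\sigma_k$};
\node[draw,circle,label=above:{\small$\{g_k,\infty\}$}] (c) at (7.5,0) {$\kappa_k$};
\node[draw,rectangle,label=above:{\small$\{h_{k+1},\infty\}$}] (l1) at (10,0) {$\lambda_{k+1}$};
\node[draw,rectangle,label=left:{\small$\{0,1,2\}$}] (p) at (2.5,-1.6) {$\rho_k$};
\draw[very thick] (-1.3,0) -- node[below] {$r_{k-1}$} (l0);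
\draw[very thick] (l0) -- node[below] {$z_k$} (e);
\draw[very thick] (e) -- node[below] {$y_k$} (s);
\draw[very thick] (s) -- node[below] {$z'_k$} (c);
\draw[very thick] (c) -- node[below] {$r_k$} (l1);
\draw[very thick] (l1) -- node[below] {$z_{k+1}$} (11.5,0);
\draw (e) -- node[right] {$x_k$} (p);
\draw[dashed] (p) -- (2.0,-2.5) node[below] {\small $A$};
\draw[dashed] (p) -- (3.0,-2.5) node[below] {\small $B$};
\draw[dashed] (s) -- (4.5,-1.0) node[below] {\small $A$};
\draw[dashed] (s) -- (5.5,-1.0) node[below] {\small $B$};
\end{tikzpicture}
\caption{The $k$-th segment of the switch. Boxes are rows, circles are columns, edges are open cells, and each line is labeled with its list. The thick edges of the eight segments close up to a cycle of length $32$, which contains all cells that can take the color $\infty$. Dashed edges lead to the columns $A$ and $B$ of the gadgets.}\label{fig:ring}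
\end{figure}

\paragraph{Realization.} Four of the $h_k$ and four of the $g_k$ equal $0$, and the others equal $1$. Apart from the extra lines, which belong to all of them, the sets $R_k$ and $C_k$ are as follows; the last column includes the extra lines.
\[
\begin{array}{c|l|l|c}
\text{color} & \text{rows} & \text{columns} & m\\\hline
0 & 4\text{ rows }\lambda_k,\ h_k=1 & 6\text{ wires with }a=1;\ 4\text{ columns }\kappa_k,\ g_k=1 & n-40\\
1 & 4\text{ rows }\lambda_k,\ h_k=0 & 6\text{ wires with }a=2;\ 4\text{ columns }\kappa_k,\ g_k=0 & n-40\\
2 & 8\text{ rows }\lambda_k & 6\text{ wires with }a=0;\ 8\text{ columns }\kappa_k & n-36\\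
\infty & 28\text{ non-switched rows }\rho(i,a,b) & 24\text{ columns }A,B;\ 10\text{ uncut wires} & n-16
\end{array}
\]
In each case the row count, with $n-44$ extra rows, equals the column count, with $n-50$ extra columns. Take the colors in the order $0,1,2,\infty$. For the first three, the only rows with open cells are control rows; these have two open cells, and a column has at most one open cell in a control row, so $s_j=2$ is admissible. For $\infty$ take $s_4=4$, the largest number of open cells on any line. For $n\ge50$ condition \eqref{eq:room} follows from $10\ge4$, $10\ge6$, $14\ge8$, $34\ge14$. By Proposition~\ref{prop:realize} it suffices to show that $\Sigma'_n$ has exactly one classical coloring and a non-classical quantum coloring.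

\subsection{The two modes}

Consider a classical coloring. The lines whose list contains $\infty$ are the $32$ lines $\lambda_k,\eta_k,\sigma_k,\kappa_k$, and the open cells with both lines among these are $z_k,y_k,z'_k,r_k$. They form one cycle of length $32$,
\[
\cdots\ \lambda_k\ \overset{z_k}{\text{---}}\ \eta_k\ \overset{y_k}{\text{---}}\ \sigma_k\ \overset{z'_k}{\text{---}}\ \kappa_k\ \overset{r_k}{\text{---}}\ \lambda_{k+1}\ \cdots .
\]
Each of these lines sees $\infty$ exactly once, so the cells colored $\infty$ form one of the two perfect matchings of the cycle: either all $z_k,z_k'$ (mode $0$) or all $y_k,r_k$ (mode $1$).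

In mode $0$ the cells $x_k,y_k$ carry $a,a+1$ and the three old cells of $\sigma_k$ carry $0,1,2$. The $108$ old cells then carry a classical coloring of the skeleton of Section~\ref{sec:four}, which does not exist.

In mode $1$ the control lines give $z_k=h_k$ and $z_k'=g_k$, and $x_k$ is the color of $\{a,a+1\}$ other than $h_k$. In the switched row, $z'_k$ takes over the role of the port. Accordingly, let $v^i_{ab}$ be the color of the wire cell of $\rho(i,a,b)$ if this row is not switched, and $v^i_{ab}=g_k$ if it is $\sigma_k$. In both cases $v^i_{ab}\in\{a,a+1\}$ and the cells of the row in $A(i,a)$ and $B(i,b)$ carry the two other colors of $\mathbb Z_3$. So each gadget has a classical filling with ports $v^i$, of charge $t_i\in\{1,2\}$ by Lemma~\ref{lem:classical}(i).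

This explains the choices in Table~\ref{tab:cuts}. If $g_k=h_k$, the two ends of the cut wire still have different colors, but these are now prescribed; there is one such cut for each of the six pairs $E$. If $g_k\ne h_k$, both ends have the color $g_k$, and the relation \eqref{eq:three} is broken: the cut $k=0$ turns it into $t_1+t_2=2$ and the cut $k=4$ into $t_3+t_4=4$. These are compatible with the four remaining relations, through $t_1=t_2=1$ and $t_3=t_4=2$.

\subsection{Mode 1 has exactly one classical coloring}

Write $v^i_{a\cdot}=(v^i_{a0},v^i_{a1},v^i_{a2})$. Table~\ref{tab:cuts} prescribes the following values; each dot belongs to an uncut wire, whose two ends have the two colors $a,a+1$.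
\[
\begin{array}{c|cccc|c}
 & i=1&i=2&i=3&i=4&\mu_a\\\hline
a=0&(1,0,\cdot)&(1,1,\cdot)&(0,1,\cdot)&(0,0,\cdot)&12,\ 34\\
a=1&(1,\cdot,\cdot)&(1,\cdot,\cdot)&(2,\cdot,\cdot)&(2,\cdot,\cdot)&13,\ 24\\
a=2&(2,\cdot,\cdot)&(2,\cdot,\cdot)&(0,\cdot,\cdot)&(0,\cdot,\cdot)&14,\ 23
\end{array}
\]
Recall that $t_i$ is the number of entries equal to $a$ in $v^i_{a\cdot}$, for every $a$. In the first row of the table, $t_2\ge1$ forces $v^2_{02}=0$, so $t_2=1$; the wire $\eta(0,12,2)$ gives $v^1_{02}=1$, so $t_1=1$. Next, $t_4\le2$ forces $v^4_{02}=1$, so $t_4=2$; the wire $\eta(0,34,2)$ gives $v^3_{02}=0$, so $t_3=2$. For $a=1,2$ and $i=1,2$, the single entry equal to $a$ is already at $b=0$, so the two other entries are $a+1$. For $a=1,2$ and $i=3,4$, the entry at $b=0$ is $a+1$, so the two other entries are $a$. All ports are determined: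
\[
\begin{array}{c|cccc}
 & i=1&i=2&i=3&i=4\\\hline
a=0&(1,0,1)&(1,1,0)&(0,1,0)&(0,0,1)\\
a=1&(1,2,2)&(1,2,2)&(2,1,1)&(2,1,1)\\
a=2&(2,0,0)&(2,0,0)&(0,2,2)&(0,2,2)\\\hline
t_i&1&1&2&2\\
(b_0,b_1,b_2)&(1,0,0)&(2,0,0)&(1,0,0)&(2,0,0)
\end{array}
\]
For each $i$ the set $\{b_0,b_1,b_2\}$ has two elements, so by Lemma~\ref{lem:classical}(ii) the colors in the columns $A$ and $B$ exist and are unique; for $i=1$ they are displayed after that lemma. Hence there is at most one classical coloring.

This assignment is a coloring. The gadget rows and the columns $A,B$ are correct by Lemma~\ref{lem:classical}(ii), a switched row having $y_k=\infty$ as its fourth cell. The line $\eta_k$ carries $\infty$, $h_k$ and the other color of $\{a,a+1\}$; the line $\kappa_k$ carries $g_k,\infty$; the line $\lambda_k$ carries $h_k,\infty$. The uncut wires with $a=0$ have $b=2$ and carry $1,0$ and $0,1$. The uncut wires with $a=1,2$ have $b\in\{1,2\}$ and join a gadget $i\in\{1,2\}$, with color $a+1$, to a gadget $i'\in\{3,4\}$, with color $a$.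

\subsection{Mode 0 has a purely quantum coloring}

Put $e_\infty$ in all cells $z_k,z'_k$, put $e_{g_k}$ in $r_k$, and use the quantum coloring of Section~\ref{sec:four} on the old cells. The line $\eta_k$ carries an orthonormal basis of $\mathbb C^{\{a,a+1\}}$ and $e_\infty$; the line $\sigma_k$ carries an orthonormal basis of $\mathbb C^{\{0,1,2\}}$ and $e_\infty$; the line $\kappa_k$ carries $e_\infty,e_{g_k}$; the line $\lambda_{k+1}$ carries $e_\infty$ and $e_{g_k}=e_{h_{k+1}}$. This is the only place where $g_k=h_{k+1}$ is used; if it failed, then $M(\lambda_{k+1})\cap M(\kappa_k)=\{\infty\}$ would force $r_k\sim e_\infty$ and exclude mode $0$ altogether. The other lines are as in Section~\ref{sec:four}. The vectors $\Delta_iX^aZ^b\psi$ have two nonzero coordinates, so the coloring is not classical. Theorem~\ref{thm:proper} is proved. \qed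

\begin{remark}
The classical solution has $z_0=h_0$ and the quantum solution has $z_0\sim e_\infty$. Adding the clue $\infty$ in the cell $z_0$ turns the proper puzzle into an unsolvable one that keeps this quantum solution.
\end{remark}

\section{The case $n=2$: proof of Theorem~\ref{thm:small}}\label{sec:small}

For $n=2$ a row or column meets only two boxes, so the two vectors in one half of a line determine the plane spanned by the other half. This reduces a SudoQ square of size $4$ to four planes in $\mathbb C^4$, and the relative position of these planes leaves three possibilities.

\subsection{Four planes}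

Let $S=(x_{ij})$ be a SudoQ square of size $4$, with boxes TL, TR, BL, BR (top left, and so on). Define the planes
\[
W=\operatorname{span}(x_{11},x_{12}),\quad V=\operatorname{span}(x_{11},x_{21}),\quad U=\operatorname{span}(x_{13},x_{23}),\quad T=\operatorname{span}(x_{31},x_{32}).
\]
If two vectors of an orthonormal basis of $\mathbb C^4$ span a plane, the other two span its orthogonal complement. Row $1$ and the box TL show that $x_{13},x_{14}$ and $x_{21},x_{22}$ span $W^\perp$, and then row $2$ shows that $x_{23},x_{24}$ span $W$. Row $3$ and BL show that $x_{33},x_{34}$ and $x_{41},x_{42}$ span $T^\perp$, and row $4$ that $x_{43},x_{44}$ span $T$. Column $1$ and TL show that $x_{31},x_{41}$ and $x_{12},x_{22}$ span $V^\perp$, and column $2$ that $x_{32},x_{42}$ span $V$. Column $3$ and TR show that $x_{33},x_{43}$ and $x_{14},x_{24}$ span $U^\perp$, and column $4$ that $x_{34},x_{44}$ span $U$. So $x_{ij}$ lies in the $(i,j)$ entry of the array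
\begin{equation}\label{eq:planes}
\begin{array}{ll|ll}
W\cap V & W\cap V^\perp & W^\perp\cap U & W^\perp\cap U^\perp\\
W^\perp\cap V & W^\perp\cap V^\perp & W\cap U & W\cap U^\perp\\\hline
T\cap V^\perp & T\cap V & T^\perp\cap U^\perp & T^\perp\cap U\\
T^\perp\cap V^\perp & T^\perp\cap V & T\cap U^\perp & T\cap U
\end{array}
\end{equation}
The four subspaces in a box are nonzero and mutually orthogonal in $\mathbb C^4$, so each is the line spanned by $x_{ij}$. Let $P_W,\dots$ denote orthogonal projections. Both $P_W$ and $P_V$ are diagonal in the basis TL, so they commute; the boxes TR, BL, BR give the same for the pairs $(W,U)$, $(T,V)$, $(T,U)$. Thus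
\begin{equation}\label{eq:commute}
P_W,\,P_T\ \text{ commute with }\ P_V,\,P_U,
\end{equation}
and the projection onto $x_{ij}$ is the product of the projections onto the two planes in \eqref{eq:planes}.

Assume that $S$ is not classical, and let $S_{\mathrm{cl}}$ be the grid of its classical entries. We show that $S_{\mathrm{cl}}$ has at least two classical solutions. This claim is invariant under transposition, which exchanges $W\leftrightarrow V$ and $T\leftrightarrow U$, and under exchanging columns $3$ and $4$, which replaces $U$ by $U^\perp$ and keeps $W,V,T$. Up to these symmetries one of the following holds.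
\begin{itemize}
\item[Case 1.] $U=V$.
\item[Case 2.] $T\notin\{W,W^\perp\}$ and $P_W,P_T$ commute.
\item[Case 3.] $P_W,P_T$ do not commute and $P_V,P_U$ do not commute.
\end{itemize}
Indeed, if $U\in\{V,V^\perp\}$ or $T\in\{W,W^\perp\}$, the symmetries lead to Case 1; otherwise either one of the two pairs commutes, which is Case 2 up to transposition, or we are in Case 3.

\subsection{Case 1: one plane and its complement}

Name the entries of the left half $a=x_{11}$, $b=x_{12}$, $c=x_{21}$, $d=x_{22}$, $e=x_{31}$, $f=x_{32}$, $g=x_{41}$, $h=x_{42}$. With $U=V$ each subspace in the right half of \eqref{eq:planes} also appears in the left half, and, up to phases,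
\begin{equation}\label{eq:case1}
S=\begin{pmatrix}a&b&c&d\\c&d&a&b\\e&f&g&h\\g&h&e&f\end{pmatrix}.
\end{equation}
The pairs $\{a,c\}$, $\{f,h\}$ are orthonormal bases of $V$, the pairs $\{b,d\}$, $\{e,g\}$ are orthonormal bases of $V^\perp$, and every house of \eqref{eq:case1} consists of one pair of each kind. Consequently, for any two-element set $Q\subset\{1,2,3,4\}$, substituting for the eight letters by bijections $\{a,c\}\to Q$, $\{f,h\}\to Q$, $\{b,d\}\to Q^c$, $\{e,g\}\to Q^c$ gives a Sudoku solution. It is a solution of $S_{\mathrm{cl}}$ if every classical letter $\sim e_k$ is sent to $k$.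

Let $\mathcal V$ be the set of $k$ such that $e_k$ occurs among $a,c,f,h$, and $\mathcal V'$ the same for $b,d,e,g$. These sets are disjoint and have at most two elements, because $V$ and $V^\perp$ are orthogonal planes. Call $Q$ \emph{admissible} if $\mathcal V\subset Q$ and $\mathcal V'\subset Q^c$. Admissible sets exist, since the complement of $\mathcal V'$ contains $\mathcal V$ and has at least two elements. For admissible $Q$ the required bijections exist, since the classical members of a pair have distinct indices in the target set.

If some pair has no classical member, its bijection can be chosen in two ways, and we have two solutions. Otherwise, since $S$ is not classical, some pair $\{v,v'\}$ has exactly one classical member $v\sim e_k$. Suppose the pair lies in $V$; for $V^\perp$ exchange the roles of $(\mathcal V,Q)$ and $(\mathcal V',Q^c)$. A canonical vector $e_j\in V$ with $j\ne k$ would be orthogonal to $v$ in the plane $V$, hence proportional to $v'$, which is not classical; so $\mathcal V=\{k\}$. The vector $v'$ is orthogonal to $e_k$ and not classical, so it has nonzero coordinates at two indices $l,l'$ different from $k$. Then $e_k,e_l,e_{l'}\notin V^\perp$,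 so $\mathcal V'$ avoids $k,l,l'$. Both $\{k,l\}$ and $\{k,l'\}$ are admissible, and they give different solutions because the letters $a,c$ receive different sets of symbols.

\subsection{Case 2: a global change of basis}

The product $P_WP_T$ is the projection onto $W\cap T$. Rank $2$ would mean $T=W$ and rank $0$ would mean $T=W^\perp$, so the rank is $1$, and the four joint eigenspaces $W\cap T$, $W\cap T^\perp$, $W^\perp\cap T$, $W^\perp\cap T^\perp$ are lines, spanned by an orthonormal basis $\xi_1,\dots,\xi_4$. By \eqref{eq:commute}, $P_V$ and $P_U$ preserve these lines. All four projections are thus diagonal in this basis, and so are the rank-one projections onto the $x_{ij}$. Hence $x_{ij}\sim\xi_{s(i,j)}$, where $s$ is an ordinary Sudoku solution.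

Let $I$ be the set of $l$ for which $\xi_l$ is classical, say $\xi_l\sim e_{\pi_0(l)}$. For every permutation $\pi$ of $\{1,2,3,4\}$ extending $\pi_0$, the array $\pi\circ s$ is a classical solution of $S_{\mathrm{cl}}$, and different $\pi$ give different arrays. Now $|I|\neq4$ because $S$ is not classical, and $|I|\ne3$ because three canonical vectors in an orthonormal basis force the fourth. So there are $(4-|I|)!\ge2$ solutions.

\subsection{Case 3: product squares}

We recall the structure theorem for $*$-subalgebras of matrix algebras. If $\mathcal A$ is an algebra of operators on $\mathbb C^N$ that contains the identity and is closed under adjoints, then there is a unitary identification $\mathbb C^N=\bigoplus_jH_j\otimes K_j$ under which $\mathcal A=\bigoplus_jB(H_j)\otimes1$, and the commutant, the set of operators that commute with all of $\mathcal A$, is $\mathcal A'=\bigoplus_j1\otimes B(K_j)$.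

Let $\mathcal A$ be the unital algebra generated by $P_W,P_T$; it is closed under adjoints because the generators are self-adjoint, and $P_V,P_U\in\mathcal A'$ by \eqref{eq:commute}. Neither $\mathcal A$ nor $\mathcal A'$ is commutative, so $\dim H_j\ge2$ for some $j$ and $\dim K_l\ge2$ for some $l$. Suppose $j\neq l$. Since $\sum_j\dim H_j\dim K_j=4$, there are exactly two summands, with $(\dim H,\dim K)=(2,1)$ and $(1,2)$. On the second, $P_W$ and $P_T$ are scalars, of rank $0$ or $2$. On the first they must then fail to commute, so both have rank $1$ there. Then $P_W$ has rank $1$ or $3$, which is false. Hence $j=l$, and $\mathbb C^4=H\otimes K$ with $\dim H=\dim K=2$ and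
\[
P_W=\mathsf m\otimes1,\qquad P_T=\mathsf m'\otimes1,\qquad P_V=1\otimes\mathsf n,\qquad P_U=1\otimes\mathsf n',
\]
where $\mathsf m,\mathsf m',\mathsf n,\mathsf n'$ are rank-one projections, $\mathsf m,\mathsf m'$ do not commute and $\mathsf n,\mathsf n'$ do not commute. Write $\mathsf m_+=\mathsf m$, $\mathsf m_-=1-\mathsf m$, and likewise for the others. The projections onto the entries of $S$ are
\[
\text{TL: }\mathsf m_\pm\otimes\mathsf n_\pm,\qquad \text{TR: }\mathsf m_\pm\otimes\mathsf n'_\pm,\qquad \text{BL: }\mathsf m'_\pm\otimes\mathsf n_\pm,\qquad \text{BR: }\mathsf m'_\pm\otimes\mathsf n'_\pm,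
\]
with independent signs. The overlap $|\langle x,y\rangle|^2$ of two entries is the trace of the product of their projections, which is the product of the traces in the two factors. For rank-one projections, $\operatorname{tr}(\mathsf m\mathsf m')\in\{0,1\}$ means orthogonal or equal, hence commuting; since also $\mathsf m_\pm$ does not commute with $\mathsf m'_\pm$, all numbers $\operatorname{tr}(\mathsf m_\pm\mathsf m'_\pm)$ and $\operatorname{tr}(\mathsf n_\pm\mathsf n'_\pm)$ lie strictly between $0$ and $1$.

It follows that entries of diagonally opposite boxes have overlap strictly between $0$ and $1$. An entry of TL and an entry of TR have overlap $0$ if one lies in $W$ and the other in $W^\perp$, which by \eqref{eq:planes} means that they are in the same row, and overlap strictly between $0$ and $1$ otherwise. By \eqref{eq:planes} the same holds for BL and BR with the plane $T$, and, with columns in place of rows, for TL and BL with $V$ and for TR and BR with $U$.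

Two classical entries have overlap $0$ or $1$. So the classical cells do not meet two opposite boxes, and therefore meet at most two boxes, which are adjacent. If they meet TL and TR, every classical cell of TL is in the same row as every classical cell of TR, so all lie in one row; the other three adjacent pairs give a row or a column in the same way. In all cases the classical cells lie in one house, where they carry distinct symbols. Complete these to a bijection from the house to $\{1,2,3,4\}$. Relabeling the symbols of the Sudoku solution with rows $1234$, $3412$, $2143$, $4321$ gives a solution that agrees with this bijection. If the house is a row or a box, it lies in the top or in the bottom pair of rows, and exchanging the two rows of the other pair gives a second solution; if it is a column, exchange the two columns of the other pair of columns. This proves the first statement of Theorem~\ref{thm:small}.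

\subsection{Statements (A) and (B) for $n=2$}

Let $G$ be a Sudoku puzzle of size $4$ with a quantum solution $S$. Every clue of $G$ is a classical entry of $S$, so every classical solution of $S_{\mathrm{cl}}$ is a classical solution of $G$. If $S$ is classical, $G$ is solvable. If $S$ is not classical, $G$ has at least two classical solutions, so it is neither unsolvable nor proper. \qed

\begin{thebibliography}{1}

\bibitem{NP}
Ion Nechita and Jordi Pillet,
\emph{SudoQ -- a quantum variant of the popular game},
arXiv:2005.10862 (2020).

\end{thebibliography}
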